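\title{Zeros of quadrature wavefunctions characterize non-Gaussian pure states of a bosonic mode}

\begin{abstract}
We prove that every non-Gaussian pure state of a single bosonic mode with finite mean energy has a quadrature wavefunction that vanishes at some real point. More precisely, whenever the quadrature wavefunctions are jointly continuous in the angle and the position, the set of their zeros is empty, nonempty and bounded, or unbounded, according as the Bargmann function of the state has no zeros, finitely many, or infinitely many. The proof continues the wavefunctions analytically in $w=e^{-i\theta}$ to the unit disc, where a winding number bounds the number of zeros of the Bargmann function. This reduces the problem to wavefunctions of the form polynomial times Gaussian, and for these the motion of the complex roots of the polynomial carries a strictly monotone quantity that would have to be periodic if no root met the real axis.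
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Consider one bosonic mode with annihilation operator $\hat a$, number operator $\hat n=\hat a^\dagger\hat a$ and quadratures $\hat q=(\hat a+\hat a^\dagger)/\sqrt2$, $\hat p=(\hat a-\hat a^\dagger)/(i\sqrt2)$. In the position representation the Hilbert space is $L^2(\mathbb R)$,
\[
\hat a=\frac{x+\partial_x}{\sqrt2},\qquad \hat a^\dagger=\frac{x-\partial_x}{\sqrt2},\qquad \hat n=\tfrac12\bigl(-\partial_x^2+x^2-1\bigr),
\]
and the Fock state $|n\rangle$ has the wavefunction $h_n(x)=\pi^{-1/4}(2^nn!)^{-1/2}H_n(x)e^{-x^2/2}$, where $H_n$ is the Hermite polynomial. A pure state is a vector $|\psi\rangle=\sum_{n\ge0}c_n|n\rangle\neq0$ with $\|\psi\|^2=\sum_n|c_n|^2<\infty$; normalization plays no role below. The state is \emph{energy-bounded} if $\langle\psi|\hat n|\psi\rangle=\sum_n n|c_n|^2<\infty$.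

For an angle $\theta$ let $\hat q_\theta=\cos\theta\,\hat q+\sin\theta\,\hat p$, with generalized eigenstates $|x\rangle_\theta$, $x\in\mathbb R$. The \emph{quadrature wavefunction} along $\theta$ is $\psi_\theta(x)={}_\theta\langle x|\psi\rangle$; for a normalized state, $|\psi_\theta|^2$ is the probability density of the outcome of a measurement of $\hat q_\theta$. From $e^{i\theta\hat n}\hat ae^{-i\theta\hat n}=e^{-i\theta}\hat a$ one gets $e^{i\theta\hat n}\hat qe^{-i\theta\hat n}=\hat q_\theta$, so we may take $|x\rangle_\theta=e^{i\theta\hat n}|x\rangle$. We fix this phase convention; the zeros of $\psi_\theta$ do not depend on it. Then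
\begin{equation}\label{eq:rot}
\psi_\theta=\sum_{n\ge0}c_ne^{-in\theta}h_n\qquad\text{in }L^2(\mathbb R),
\end{equation}
so $\theta\mapsto\psi_\theta$ is the evolution of $\psi_0$ under the harmonic oscillator, with $\theta$ as time and period $2\pi$. The function $\psi_0$ is the position wavefunction and $\psi_{\pi/2}$ the momentum wavefunction. For an energy-bounded state each $\psi_\theta$ has a continuous representative (Lemma~\ref{lem:moment}), and $\psi_\theta(x)$ denotes its value. The state \emph{exhibits a zero on one of its quadratures} if $\psi_\theta(x)=0$ for some $\theta\in[0,2\pi)$ and $x\in\mathbb R$. The state is \emph{Gaussian} if $\psi_0(x)=C\exp(-\alpha x^2+\lambda x)$ with $C,\alpha,\lambda\in\mathbb C$ and $\operatorname{Re}\alpha>0$, that is, if it is a squeezed coherent state.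

All quadrature wavefunctions of a Gaussian state are again exponentials of quadratic polynomials (Section~\ref{sec:finite}), so they never vanish. A zero on one quadrature therefore certifies that a pure state is non-Gaussian, and one asks whether every non-Gaussian state carries such a certificate. For the Fock state $|n\rangle$, $n\ge1$, the function $\psi_\theta=e^{-in\theta}h_n$ vanishes at the roots of $H_n$ for every $\theta$. For $c_0|0\rangle+c_1|1\rangle$ with $c_0c_1\neq0$ we have $\psi_\theta(x)=h_0(x)\bigl(c_0+\sqrt2\,c_1e^{-i\theta}x\bigr)$, which vanishes exactly when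
\begin{equation}\label{eq:rankone}
x=-\frac{c_0}{\sqrt2\,c_1}\,e^{i\theta}.
\end{equation}
The right side is real for exactly one $\theta$ modulo $\pi$, so exactly one quadrature axis carries a zero. This agrees with a count of equations: $\psi_\theta(x)=0$ is a pair of real equations, overdetermined for fixed $\theta$ and balanced in the two unknowns $(\theta,x)$. One thus expects isolated zeros once $\theta$ is free, but the count does not force a solution to exist, and for Gaussian states there is none. A zero is known to exist in numerous cases, and the problem, posed as a conjecture in \cite{WDCCA}, is whether one exists for every energy-bounded non-Gaussian pure state. It does.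

\begin{theorem}\label{thm:main}
If $\langle\psi|\hat n|\psi\rangle<\infty$ and $\psi_\theta(x)\neq0$ for all $\theta$ and $x$, then $\psi$ is Gaussian. Equivalently, every energy-bounded non-Gaussian pure state exhibits a zero on one of its quadratures.
\end{theorem}

By \eqref{eq:rankone}, ``one of its quadratures'' cannot be improved. The proof gives more. The \emph{Bargmann function} (or stellar function) of $\psi$ is the entire function
\[
F(z)=\sum_{n\ge0}\frac{c_n}{\sqrt{n!}}\,z^n ,
\]
and the \emph{stellar rank} of $\psi$ is the number of zeros of $F$ in $\mathbb C$, counted with multiplicity and possibly infinite. In place of bounded energy we need only the following continuity hypothesis.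
\begin{itemize}
\item[(J)] There is a jointly continuous function $f:(\mathbb R/2\pi\mathbb Z)\times\mathbb R\to\mathbb C$ with $f(\theta,\cdot)=\psi_\theta$ almost everywhere, for every $\theta$.
\end{itemize}
Such an $f$ is unique, and under (J) we write $\psi_\theta(x)$ for $f(\theta,x)$.

\begin{theorem}\label{thm:tri}
Theorem~\ref{thm:main} holds under the weaker hypothesis \textup{(J)}, which is satisfied whenever $\langle\psi|(\hat n+1)^\sigma|\psi\rangle<\infty$ for some $\sigma>1/2$. Moreover, under \textup{(J)}, let $Z=\{(\theta,x)\in[0,2\pi)\times\mathbb R:\psi_\theta(x)=0\}$. Then: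
\begin{itemize}
\item[(a)] $Z=\emptyset$ if and only if $\psi$ is Gaussian (stellar rank $0$);
\item[(b)] $Z$ is nonempty and bounded if and only if $\psi$ has finite stellar rank $r\ge1$; in that case, for all large $|x|$, the loop $\theta\mapsto\psi_\theta(x)$, $\theta\in[0,2\pi]$, avoids $0$ and has winding number exactly $-r$;
\item[(c)] $Z$ is unbounded if and only if $\psi$ has infinite stellar rank; in that case $Z$ contains points with $x\to+\infty$ and points with $x\to-\infty$, so it is infinite.
\end{itemize}
\end{theorem}

The proof complexifies the two variables in turn. For fixed $x$ we continue in $w=e^{-i\theta}$ to the unit disc (Section~\ref{sec:disc}) and count zeros there, which settles the case of infinite rank (Section~\ref{sec:count}). For finite rank, $\psi_\theta$ is a polynomial times a Gaussian (Section~\ref{sec:finite}), and we follow the complex roots in $x$ as $\theta$ turns (Section~\ref{sec:roots}). Section~\ref{sec:small} shows both ideas on states of rank one and two, and Section~\ref{sec:proofs} assembles the theorems.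

\section{Standard facts}\label{sec:facts}

\paragraph{Hermite functions.} The polynomials $H_n(x)=\sum_{0\le k\le n/2}(-1)^k\frac{n!}{k!\,(n-2k)!}(2x)^{n-2k}$ have leading coefficient $2^n$ and parity $(-1)^n$. The $h_n$ are a real orthonormal basis of $L^2(\mathbb R)$, with $\hat ah_n=\sqrt n\,h_{n-1}$, $\hat a^\dagger h_n=\sqrt{n+1}\,h_{n+1}$ and $\hat nh_n=nh_n$. Mehler's formula on the diagonal reads
\begin{equation}\label{eq:mehler}
\sum_{n\ge0}u^nh_n(x)^2=\frac{1}{\sqrt{\pi(1-u^2)}}\,\exp\Bigl(-x^2\,\frac{1-u}{1+u}\Bigr),\qquad 0\le u<1 .
\end{equation}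
Parity and \eqref{eq:rot} give
\begin{equation}\label{eq:parity}
\psi_{\theta+\pi}(x)=\psi_\theta(-x).
\end{equation}
We also use the bound $n!\le e\sqrt n\,(n/e)^n$ for $n\ge1$.

\paragraph{The Bargmann function.} The Cauchy--Schwarz inequality gives $|F(z)|\le\|\psi\|e^{|z|^2/2}$. The monomials $z^n/\sqrt{n!}$ are orthonormal for the measure $e^{-|z|^2}d^2z/\pi$, so $\int|F|^2e^{-|z|^2}d^2z/\pi=\|\psi\|^2$. Comparing coefficients, $\hat a$ acts on $F$ as $d/dz$ and $\hat a^\dagger$ as multiplication by $z$, and by \eqref{eq:rot} $\psi_\theta$ is the position wavefunction of the state with Bargmann function $F(e^{-i\theta}z)$.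

\paragraph{Counting zeros.} The winding number of a continuous loop $\gamma:[0,2\pi]\to\mathbb C\setminus\{0\}$ is the integer $\frac1{2\pi}\bigl(\arg\gamma(2\pi)-\arg\gamma(0)\bigr)$ for a continuous branch of the argument; for a smooth loop it equals $\frac1{2\pi i}\int_0^{2\pi}\dot\gamma/\gamma$. It is additive under products and invariant under homotopies in $\mathbb C\setminus\{0\}$. \emph{Argument principle:} if $\phi$ is holomorphic near $|w|\le\rho$ and has no zero on $|w|=\rho$, the number of its zeros in $|w|<\rho$ is the winding number of $t\mapsto\phi(\rho e^{it})$. \emph{Hurwitz's theorem:} if holomorphic functions $\phi_x$ converge to $\phi$ uniformly near $|z|\le R$ as $x\to\infty$ and $\phi$ has no zero on $|z|=R$, then for large $x$ the functions $\phi_x$ and $\phi$ have the same number of zeros in $|z|<R$. \emph{Hadamard's theorem,} in the case we need: an entire function $F\not\equiv0$ with finitely many zeros and $|F(z)|\le Ce^{c|z|^2}$ is of the form $Pe^{q}$, where $P$ and $q$ are polynomials and $\deg q\le2$. Zeros are always counted with multiplicity.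

\section{Ranks one and two by hand}\label{sec:small}

Only nonnegative powers of $e^{-i\theta}$ occur in \eqref{eq:rot}. This suggests replacing $e^{-i\theta}$ by a variable $w$ in the unit disc and setting
\begin{equation}\label{eq:G}
G(w,x)=\sum_{n\ge0}c_nw^nh_n(x).
\end{equation}
A quadrature zero is a zero of $G(\cdot,x)$ on the circle $|w|=1$. Let $N(x)$ be the number of zeros of $G(\cdot,x)$ in $|w|<1$. It can change with $x$ only when a zero reaches the circle.

\paragraph{Rank one.} For $F(z)=c_0+c_1z$ with $c_0c_1\ne0$ we have $G(w,x)=h_0(x)\bigl(c_0+\sqrt2\,c_1xw\bigr)$, whose only zero is $w(x)=-c_0/(\sqrt2\,c_1x)$. As $x$ grows from $0$ to $\infty$ this zero travels from infinity to the origin, so $N$ jumps from $0$ to $1$, and the jump is the quadrature zero. Note that $xw(x)$ is the zero of $F(\sqrt2\,\cdot)$. In general this holds asymptotically: $h_n(x)/h_0(x)\sim(\sqrt2\,x)^n/\sqrt{n!}$ for large $x$, so $G(w,x)\approx h_0(x)F(\sqrt2\,xw)$, and every zero of $F$ eventually appears inside the disc. If $F$ has infinitely many zeros, $N$ cannot stay constant.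

For finite rank $r$ this picture is not sufficient. If there are no quadrature zeros then $N$ is constant. For large $x$ it equals $r$, by the winding number in Theorem~\ref{thm:tri}(b), and $N(0)$ is even, because $h_n(0)=0$ for odd $n$ makes $G(\cdot,0)$ an even function. This excludes odd $r$ only. For even $r$ the values at $0$ and at infinity can agree: since $h_2=h_0\cdot(2x^2-1)/\sqrt2$, the state $c_0|0\rangle+c_2|2\rangle$ has $G(w,x)=h_0(x)\bigl(c_0+c_2w^2(2x^2-1)/\sqrt2\bigr)$, and for $0<\sqrt2\,|c_0|<|c_2|$ we find $N=2$ at $x=0$ and for large $x$, while $N=0$ near $x^2=1/2$. A second mechanism is needed to detect such a dip.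

\paragraph{Rank two.} Fix $\theta$ instead and let $x$ be complex. In rank one the root \eqref{eq:rankone} rotates counterclockwise about the origin and has to cross the real axis. Now let $F(z)=c_0+c_1z+c_2z^2/\sqrt2$ with $c_2\neq0$. With $w=e^{-i\theta}$,
\[
\frac{\psi_\theta(x)}{h_0(x)}=\sqrt2\,c_2w^2x^2+\sqrt2\,c_1w\,x+\Bigl(c_0-\frac{c_2w^2}{\sqrt2}\Bigr).
\]
Suppose that this quadratic has no real root for any $\theta$. Then the number of roots in the upper half-plane does not depend on $\theta$, and by \eqref{eq:parity} a half turn reflects the roots through the origin, so there is one root $x_1$ above the real axis and one root $y_1$ below it. Their difference $D=x_1-y_1$ has $\operatorname{Im}D>0$, hence $D^2\notin[0,\infty)$. On the other hand the discriminant gives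
\[
D^2=\frac{2c_1^2w^2-4\sqrt2\,c_2w^2\bigl(c_0-c_2w^2/\sqrt2\bigr)}{2c_2^2w^4}=2+\gamma e^{2i\theta},\qquad\gamma=\frac{c_1^2-2\sqrt2\,c_0c_2}{c_2^2},
\]
which takes the value $2+|\gamma|>0$ for some $\theta$. This is a contradiction.

The explicit formula is special to degree two, but the differential equation behind it is not. Differentiating gives $2D\dot D=2i(D^2-2)$, that is,
\[
\dot D=iD-\frac{2i}{D},\qquad\text{so}\qquad\operatorname{Re}\dot D=-\operatorname{Im}D-\frac{2\operatorname{Im}D}{|D|^2}<0 .
\]
The upper root drifts to the left relative to the lower one, both through the rotation $iD$ and through the interaction $-2i/D$, and a periodic function cannot decrease strictly. Section~\ref{sec:roots} carries this argument to every rank.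

\section{Continuation to the closed disc}\label{sec:disc}

The series \eqref{eq:G} converges without difficulty for $|w|<1$. To count zeros by a winding number on $|w|=1$ we need continuity up to the boundary, jointly with $x$. This section is the only place where the energy bound, or hypothesis (J), enters.

\begin{lemma}\label{lem:moment}
For $\sigma>1/2$ there is a constant $K_\sigma<\infty$, with $K_1=\sqrt\pi/2$, such that $\sum_{n\ge0}(n+1)^{-\sigma}h_n(x)^2\le K_\sigma$ for all $x\in\mathbb R$. In particular
\begin{equation}\label{eq:hbound}
h_n(x)^2\le(n+1)\sqrt\pi/2 .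
\end{equation}
If $\sum_n(n+1)^\sigma|c_n|^2<\infty$ for some $\sigma>1/2$, then \textup{(J)} holds.
\end{lemma}

\begin{proof}
The substitution $u=e^{-t}$ gives $(n+1)^{-\sigma}=\Gamma(\sigma)^{-1}\int_0^1u^n(\log\frac1u)^{\sigma-1}du$. All terms are nonnegative, so by \eqref{eq:mehler}
\[
\sum_n\frac{h_n(x)^2}{(n+1)^\sigma}=\frac1{\Gamma(\sigma)}\int_0^1\Bigl(\log\frac1u\Bigr)^{\sigma-1}\sum_nu^nh_n(x)^2\,du\le\frac1{\Gamma(\sigma)\sqrt\pi}\int_0^1\frac{(\log\frac1u)^{\sigma-1}}{\sqrt{1-u^2}}\,du=:K_\sigma .
\]
Near $u=1$ the integrand is of order $(1-u)^{\sigma-3/2}$, which is integrable because $\sigma>1/2$; near $u=0$ it grows at most like a power of a logarithm. For $\sigma=1$ the integral is $\pi/2$. Under the moment condition, the Cauchy--Schwarz inequality gives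
\[
\sum_{n\ge m}|c_n||h_n(x)|\le K_\sigma^{1/2}\Bigl(\sum_{n\ge m}(n+1)^\sigma|c_n|^2\Bigr)^{1/2}\longrightarrow0\qquad(m\to\infty)
\]
uniformly in $x$. Hence the series \eqref{eq:rot} converges uniformly in $(\theta,x)$ to a continuous function $f$, and $f(\theta,\cdot)$ agrees almost everywhere with the $L^2$ sum $\psi_\theta$.
\end{proof}

\begin{lemma}\label{lem:disc}
Assume \textup{(J)}. Then $G$, defined by \eqref{eq:G} for $|w|<1$ and by $G(e^{-i\theta},x)=\psi_\theta(x)$ for $|w|=1$, is continuous on $\{|w|\le1\}\times\mathbb R$ and holomorphic in $w$ for $|w|<1$.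
\end{lemma}

\begin{proof}
We first identify the Fourier coefficients of $f(\cdot,x)$ for \emph{every} $x$. Fix $n\in\mathbb Z$ and let $\gamma_n(x)=\frac1{2\pi}\int_0^{2\pi}f(\theta,x)e^{in\theta}d\theta$, a continuous function of $x$. For $\varphi\in C_c(\mathbb R)$ we have $\int\varphi\,\psi_\theta\,dx=\sum_{m\ge0}c_me^{-im\theta}\int\varphi h_m\,dx$, and this series converges absolutely and uniformly in $\theta$, its terms being products of two square-summable sequences. By Fubini's theorem, $\int\varphi\gamma_n\,dx$ equals $c_n\int\varphi h_n\,dx$ for $n\ge0$ and $0$ for $n<0$. Thus $\gamma_n=c_nh_n$ for $n\ge0$ and $\gamma_n=0$ for $n<0$, almost everywhere and then everywhere by continuity.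

It follows that the Poisson integral of $f(\cdot,x)$, in the variable $w=\rho e^{-i\theta}$, is $\sum_{n\ge0}c_nh_n(x)\rho^ne^{-in\theta}=G(w,x)$. The Poisson integral of a continuous function extends continuously to the closed disc with that function as boundary values, so $G(\cdot,x)$ is continuous on $|w|\le1$ and holomorphic inside. By the maximum principle,
\[
\sup_{|w|\le1}|G(w,x)-G(w,x')|\le\sup_\theta|f(\theta,x)-f(\theta,x')|,
\]
and the right side tends to $0$ as $x'\to x$ because $f$ is uniformly continuous on compact sets. Continuity in $w$ for fixed $x$ together with continuity in $x$ uniformly in $w$ is joint continuity.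
\end{proof}

\section{No zeros at large $x$ forces finite rank}\label{sec:count}

\begin{lemma}\label{lem:N}
Assume \textup{(J)}, and let $I\subset\mathbb R$ be an interval such that $\psi_\theta(x)\neq0$ for all $\theta$ and all $x\in I$. Then for $x\in I$ the number $N(x)$ of zeros of $G(\cdot,x)$ in $|w|<1$ is finite and does not depend on $x$.
\end{lemma}

\begin{proof}
Fix $x\in I$. The function $G(\cdot,x)$ is continuous on the closed disc and has no zero on $|w|=1$, hence none in an annulus $\rho_0\le|w|\le1$ with $\rho_0<1$. So $N(x)$ is the winding number of $t\mapsto G(\rho_0e^{it},x)$, and letting the radius grow from $\rho_0$ to $1$ is a homotopy in $\mathbb C\setminus\{0\}$ to the loop $t\mapsto G(e^{it},x)$. For $x,x'\in I$, moving the second variable along the segment from $x$ to $x'$ is a homotopy in $\mathbb C\setminus\{0\}$ between the boundary loops, by Lemma~\ref{lem:disc}.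
\end{proof}

We now justify the approximation $G(w,x)\approx h_0(x)F(\sqrt2\,xw)$ on the scale $w=z/x$. The asymptotics $H_n(x)\sim(2x)^n$ is not uniform in $n$, so the terms of the series have to be dominated.

\begin{lemma}\label{lem:scaling}
For $x>0$ and $|z|<x$ let
\[
F_x(z)=\frac{G(z/x,x)}{h_0(x)}=\sum_{n\ge0}c_n\,\frac{z^nH_n(x)}{x^n\sqrt{2^nn!}} .
\]
Then $F_x(z)\to F(\sqrt2\,z)$ locally uniformly on $\mathbb C$ as $x\to+\infty$.
\end{lemma}

\begin{proof}
Fix $R>0$. Since $H_n(x)/x^n\to2^n$, the $n$-th term converges to $c_n(\sqrt2\,z)^n/\sqrt{n!}$ uniformly on $|z|\le R$. To dominate it, remove the signs from $H_n$ and set $\tilde H_n(x)=\sum_k\frac{n!}{k!\,(n-2k)!}(2x)^{n-2k}$. For $x>0$ we have $|H_n(x)|\le\tilde H_n(x)$, and $\tilde H_n(x)/x^n$ is a sum of nonpositive powers of $x$ with positive coefficients, hence nonincreasing. So $|H_n(x)|/x^n\le\tilde H_n(\rho)/\rho^n$ for $x\ge\rho>0$. Multiplying the series for $e^{2\rho t}$ and $e^{t^2}$ gives $\sum_n\tilde H_n(\rho)t^n/n!=e^{2\rho t+t^2}$. Keeping one term and choosing $t=\sqrt{n/2}$, we get $\tilde H_n(\rho)\le n!\,(n/2)^{-n/2}e^{\rho\sqrt{2n}+n/2}$,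 and therefore, for $n\ge1$,
\[
\frac{\tilde H_n(\rho)}{\sqrt{2^nn!}}\le\sqrt{n!}\;n^{-n/2}e^{n/2}\,e^{\rho\sqrt{2n}}\le e^{1/2}n^{1/4}e^{\rho\sqrt{2n}} .
\]
Take $\rho=2R$. For $|z|\le R$ and $x\ge2R$ the $n$-th term of $F_x(z)$ is at most $\|\psi\|\,2^{-n}e^{1/2}n^{1/4}e^{2R\sqrt{2n}}$ in modulus. This bound is summable and independent of $x$ and $z$, so the limit may be taken term by term, uniformly on $|z|\le R$.
\end{proof}

\begin{proposition}\label{prop:finite}
Assume \textup{(J)}. If there is $X>0$ such that $\psi_\theta(x)\neq0$ for all $\theta$ and all $x\ge X$, then the stellar rank of $\psi$ is finite.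
\end{proposition}

\begin{proof}
Let $N$ be the constant value of $N(x)$ on $[X,\infty)$ given by Lemma~\ref{lem:N}, and suppose that $F$ has at least $N+1$ zeros. As $F\not\equiv0$, its zeros are discrete, and there is $R$ such that $F(\sqrt2\,\cdot)$ has no zero on $|z|=R$ and at least $N+1$ zeros in $|z|<R$. By Lemma~\ref{lem:scaling} and Hurwitz's theorem, $F_x$ has at least $N+1$ zeros in $|z|<R$ for large $x$. Then $G(\cdot,x)$ has at least $N+1$ zeros in $|w|<R/x<1$, a contradiction. Hence the rank is at most $N$.
\end{proof}

\section{States of finite rank}\label{sec:finite}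

A Bargmann function with finitely many zeros is explicit, and so are the quadrature wavefunctions. We begin with the regularity that makes the operator calculus rigorous.

\begin{lemma}\label{lem:smooth}
Let $\Phi(z)=\sum_nd_nz^n/\sqrt{n!}=R(z)e^{sz^2/2+\beta z}$ with $R$ a polynomial, $\beta\in\mathbb C$ and $|s|<1$. Then $|d_n|$ decays geometrically, the function $u(\theta,x)=\sum_nd_ne^{-in\theta}h_n(x)$ is smooth on $\mathbb R^2$, its series may be differentiated term by term, and
\begin{equation}\label{eq:schr}
i\partial_\theta u=\tfrac12\bigl(-\partial_x^2+x^2-1\bigr)u .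
\end{equation}
The wavefunctions that correspond to $\Phi'$ and $z\Phi$ are obtained from that of $\Phi$ by applying the differential operators $\hat a$ and $\hat a^\dagger$.
\end{lemma}

\begin{proof}
Choose $\kappa$ with $|s|<\kappa<1$. Then $|\Phi(z)|\le Ce^{\kappa|z|^2/2}$, and Cauchy's estimate on $|z|=\sqrt{n/\kappa}$ gives $|d_n|\le\sqrt{n!}\,Ce^{n/2}(\kappa/n)^{n/2}\le Ce^{1/2}n^{1/4}\kappa^{n/2}$ for $n\ge1$. Since $\partial_x=(\hat a-\hat a^\dagger)/\sqrt2$, we have $h_n'=\sqrt{n/2}\,h_{n-1}-\sqrt{(n+1)/2}\,h_{n+1}$, and with \eqref{eq:hbound} every derivative $h_n^{(k)}$ is bounded, uniformly in $x$, by a constant times $(n+1)^{(k+1)/2}$. So all differentiated series converge uniformly. Equation \eqref{eq:schr} and the last statement hold term by term.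
\end{proof}

For $|s|<1$ and $\beta\in\mathbb C$ put
\[
s_\theta=se^{-2i\theta},\qquad\beta_\theta=\beta e^{-i\theta},\qquad\tau_\theta=\frac{1-s_\theta}{1+s_\theta}=\omega_\theta+i\eta_\theta,\qquad b_\theta=\frac{\sqrt2\,\beta_\theta}{1+s_\theta},
\]
with $\omega_\theta,\eta_\theta$ real. These are smooth $2\pi$-periodic functions of $\theta$. Below, dots denote $\partial_\theta$ and primes $\partial_x$.

\begin{lemma}\label{lem:gauss}
Let $e_\theta$ be the quadrature wavefunctions of the state with Bargmann function $e^{sz^2/2+\beta z}$, $|s|<1$. Then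
\[
e_\theta(x)=C(\theta)e^{g_\theta(x)},\qquad g_\theta(x)=-\tfrac12\tau_\theta x^2+b_\theta x,
\]
where $C$ is smooth, $2\pi$-periodic, nowhere zero and of winding number $0$. Moreover
\begin{equation}\label{eq:omega}
\omega_\theta=\frac{1-|s|^2}{|1+s_\theta|^2}>0,\qquad\dot\omega=2\omega\eta .
\end{equation}
A state is Gaussian if and only if its Bargmann function is a nonzero multiple of $e^{sz^2/2+\beta z}$ for some $|s|<1$ and $\beta$.
\end{lemma}

\begin{proof}
The function $e_\theta$ has Bargmann function $e^{s_\theta z^2/2+\beta_\theta z}$, which is annihilated by $\frac d{dz}-s_\theta z-\beta_\theta$. By Lemma~\ref{lem:smooth}, $(\hat a-s_\theta\hat a^\dagger-\beta_\theta)e_\theta=0$, that is, $(1+s_\theta)e_\theta'+(1-s_\theta)xe_\theta=\sqrt2\,\beta_\theta e_\theta$, or $e_\theta'=g_\theta'e_\theta$. Hence $e_\theta=C(\theta)e^{g_\theta}$ with $C(\theta)=e_\theta(0)$ smooth and periodic, and $C(\theta)\neq0$ because $e_\theta\neq0$ in $L^2$. At $x=0$ we have $e_\theta''(0)=C\,(b_\theta^2-\tau_\theta)$, so \eqref{eq:schr} gives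
\[
\frac{\dot C}{C}=\frac i2\bigl(b_\theta^2-\tau_\theta+1\bigr)=i\Bigl(\frac{\beta^2w^2}{(1+sw^2)^2}+\frac{sw^2}{1+sw^2}\Bigr)\Big|_{w=e^{-i\theta}} .
\]
Since $|s|<1$, the right side is holomorphic in $w$ near the closed unit disc and vanishes at $w=0$, so its mean over the circle is $0$, and $C$ has winding number $0$.

The formula for $\omega_\theta$ follows from $\operatorname{Re}\bigl[(1-s_\theta)(1+\bar s_\theta)\bigr]=1-|s|^2$. From $\dot s_\theta=-2is_\theta$ and $d\tau/ds=-2/(1+s)^2$ we get $i\dot\tau=-4s_\theta/(1+s_\theta)^2=\tau^2-1$, whose imaginary part is $\dot\omega=2\omega\eta$.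

As $\omega_0>0$, the function $e_0$ is Gaussian. Conversely, given $\psi_0(x)=C_0e^{-\alpha x^2+\lambda x}$ with $\operatorname{Re}\alpha>0$, put $s=\frac{1-2\alpha}{1+2\alpha}$ and $\beta=\lambda(1+s)/\sqrt2$. Then $|s|<1$, $\tau_0=2\alpha$ and $b_0=\lambda$, so $\psi_0$ is a multiple of $e_0$.
\end{proof}

\begin{proposition}\label{prop:normal}
Let $\psi$ have finite stellar rank $r$. Then $F(z)=P(z)e^{sz^2/2+\beta z}$ with $P$ a polynomial of degree $r$ and $|s|<1$, hypothesis \textup{(J)} holds, and
\[
\psi_\theta(x)=Q_\theta(x)\,e_\theta(x),
\]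
where $Q_\theta$ is a polynomial in $x$ of degree exactly $r$ whose coefficients are smooth and $2\pi$-periodic in $\theta$. Its leading coefficient is $\ell(\theta)=p_re^{-ir\theta}\bigl(\frac{1+\tau_\theta}{\sqrt2}\bigr)^r\neq0$, where $p_r$ is the leading coefficient of $P$. There is $M$ such that all roots of all $Q_\theta$ lie in $|x|<M$, and as identities between polynomials in $x\in\mathbb C$,
\begin{equation}\label{eq:Q}
Q_{\theta+\pi}(x)=Q_\theta(-x),\qquad i\dot Q=-\tfrac12Q''+(\tau x-b)\,Q' .
\end{equation}
\end{proposition}

\begin{proof}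
Hadamard's theorem applies because $|F(z)|\le\|\psi\|e^{|z|^2/2}$; the constant term of the exponent is absorbed into $P$. The inequality $|s|<1$ comes from $\|\psi\|<\infty$. A rotation of $z$ preserves the norm, so we may assume $s=|s|$. With $z=u+iv$,
\[
|F(z)|^2e^{-|z|^2}=|P(z)|^2\exp\bigl((|s|-1)u^2-(|s|+1)v^2+2u\operatorname{Re}\beta-2v\operatorname{Im}\beta\bigr).
\]
If $|s|\ge1$, the exponent is bounded below on the half-strip $|v|\le1$, $u\operatorname{Re}\beta\ge0$. There the integrand is at least $c|P(z)|^2$ with $c>0$, and this is not integrable, since $|P|$ is bounded below far out in a region of infinite area. So $|s|<1$, and Lemma~\ref{lem:smooth} gives (J).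

The function $\psi_\theta$ has Bargmann function $P(e^{-i\theta}z)e^{s_\theta z^2/2+\beta_\theta z}$, so $\psi_\theta=P(e^{-i\theta}\hat a^\dagger)e_\theta$. For a polynomial $R(x)$, the relation $e_\theta'=(-\tau_\theta x+b_\theta)e_\theta$ gives
\[
\hat a^\dagger(Re_\theta)=(L_\theta R)\,e_\theta,\qquad L_\theta R=\tfrac1{\sqrt2}\bigl[\bigl((1+\tau_\theta)x-b_\theta\bigr)R-R'\bigr].
\]
Since $1+\tau_\theta=2/(1+s_\theta)\neq0$, the operator $L_\theta$ raises the degree by exactly one and multiplies the leading coefficient by $(1+\tau_\theta)/\sqrt2$. Thus $Q_\theta=P(e^{-i\theta}L_\theta)1$ has the stated degree, coefficients and leading coefficient. By periodicity and continuity, $|\ell|$ is bounded below and the other coefficients are bounded above, so the roots lie in a fixed disc.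

Both $\psi_\theta$ and $e_\theta$ satisfy \eqref{eq:parity}, and $e_\theta$ has no zeros; this gives the first identity in \eqref{eq:Q} for real $x$. Both satisfy \eqref{eq:schr}. Inserting $\psi=Qe$,
\[
i(\dot Qe+Q\dot e)=-\tfrac12\bigl(Q''e+2Q'e'+Qe''\bigr)+\tfrac12(x^2-1)Qe,
\]
and subtracting $Q$ times the equation for $e$ leaves $i\dot Qe=-\frac12Q''e-Q'e'$. Division by $e$ gives the second identity for real $x$. Polynomials that agree on $\mathbb R$ agree on $\mathbb C$.
\end{proof}

\section{The motion of the roots}\label{sec:roots}

The quadrature zeros of a state of finite rank are the real roots of the $Q_\theta$, and we must show that some root meets the real axis. To see what governs the roots, let $x_j(\theta)$ be a simple root. Differentiating $Q_\theta(x_j(\theta))=0$ and using \eqref{eq:Q} and $\frac{Q''}{2Q'}(x_j)=\sum_{m\ne j}(x_j-x_m)^{-1}$, where the sum runs over the other roots, we find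
\begin{equation}\label{eq:single}
\dot x_j=i\omega x_j-\eta x_j-ib-i\sum_{m\neq j}\frac1{x_j-x_m}.
\end{equation}
The rotation $i\omega x_j$ moves roots in the upper half-plane to the left and roots in the lower half-plane to the right, because $\omega>0$. The interaction of an upper root with a lower root does the same, since $\operatorname{Re}(-i/d)=-\operatorname{Im}d/|d|^2$. Three terms have no sign, and each dictates one feature of the quantity we follow.
\begin{itemize}
\item The interaction between two roots on the same side is singular when they collide, but it is antisymmetric and cancels in the sum of the roots on that side. We therefore work with these sums, written as contour integrals, which remain smooth through collisions.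
\item The translation $-ib$ is common to all roots. It cancels in the difference $D$ of the upper and the lower sum, provided that the two sides hold equally many roots, and parity guarantees this.
\item The dilation $-\eta x_j$ reflects the changing width $\omega^{-1/2}$ of the Gaussian $|e_\theta|$. It disappears when lengths are measured in units of this width, that is, for $\sqrt\omega\,D$.
\end{itemize}

\begin{proposition}\label{prop:roots}
If $\psi$ has finite stellar rank $r\ge1$, then $Q_\theta$ has a real root for some $\theta$.
\end{proposition}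

\begin{proof}
Suppose that no $Q_\theta$ has a real root. Let $\Gamma_+$ and $\Gamma_-$ be the positively oriented boundaries of the upper and lower halves of the disc $|x|\le M$. No root lies on them, for any $\theta$, so integrals over $\Gamma_\pm$ of a polynomial expression in $x$, $Q$ and its derivatives, divided by $Q$, are smooth periodic functions of $\theta$.

\emph{The roots split evenly.} The numbers $k_\pm=\frac1{2\pi i}\oint_{\Gamma_\pm}Q'/Q\,dx$ of roots in the two half-planes are continuous and integer-valued, hence constant. By \eqref{eq:Q} the roots of $Q_{\theta+\pi}$ are the negatives of those of $Q_\theta$, so $k_+=k_-=:k$, $r=2k$ and $k\ge1$. Let $x_1,\dots,x_k$ be the upper and $y_1,\dots,y_k$ the lower roots, with multiplicity, and put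
\[
A=\sum_jx_j,\qquad B=\sum_ly_l,\qquad D=A-B,\qquad S=\sum_{j,l}\frac1{x_j-y_l}.
\]
As $k\ge1$ and $\operatorname{Im}x_j>0>\operatorname{Im}y_l$,
\begin{equation}\label{eq:signs}
\operatorname{Im}D>0,\qquad\operatorname{Im}S<0\qquad\text{for all }\theta .
\end{equation}

\emph{The equation for $D$.} We have $A=\frac1{2\pi i}\oint_{\Gamma_+}xQ'/Q\,dx$, so $A$ is smooth and $2\pi$-periodic, and so is $B$. Since $\partial_\theta(Q'/Q)=\partial_x(\dot Q/Q)$, an integration by parts along the closed contour gives $\dot A=-\frac1{2\pi i}\oint_{\Gamma_+}\dot Q/Q\,dx$. By \eqref{eq:Q},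
\[
-i\dot A=\frac1{2\pi i}\oint_{\Gamma_+}\Bigl[-\frac12\frac{Q''}Q+(\tau x-b)\frac{Q'}Q\Bigr]dx .
\]
The second term contributes $\sum_j(\tau x_j-b)=\tau A-kb$. For the first, fix $\theta$ and write $Q=\ell\,UV$ with $U=\prod_j(x-x_j)$ and $V=\prod_l(x-y_l)$, so that
\[
\frac{Q''}Q=\frac{U''}U+2\,\frac{U'}U\frac{V'}V+\frac{V''}V .
\]
The term $V''/V$ has no pole inside $\Gamma_+$. All poles of $U''/U$ lie inside $\Gamma_+$, and $U''/U=O(|x|^{-2})$ at infinity, so its residues sum to $0$. In the mixed term, $U'/U=\sum_j(x-x_j)^{-1}$ and $V'/V$ is holomorphic inside $\Gamma_+$, so the residues of $\frac{U'}U\frac{V'}V$ sum to $\sum_j\frac{V'}V(x_j)=S$. Therefore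
\[
-i\dot A=-S+\tau A-kb .
\]
On $\Gamma_-$ the roles of $U$ and $V$ are exchanged, and the residues of $\frac{U'}U\frac{V'}V$ sum to $\sum_l\frac{U'}U(y_l)=-S$, so $-i\dot B=S+\tau B-kb$. The terms $kb$ cancel in the difference:
\begin{equation}\label{eq:D}
\dot D=i\tau D-2iS .
\end{equation}
For $k=1$ and $\tau=1$ this is the equation of Section~\ref{sec:small}.

\emph{The monotone quantity.} By \eqref{eq:omega}, $\frac d{d\theta}\sqrt\omega=\eta\sqrt\omega$. With $i\tau=i\omega-\eta$, equation \eqref{eq:D} gives
\[
\frac d{d\theta}\bigl(\sqrt\omega\,D\bigr)=\sqrt\omega\,\bigl(\eta D+i\omega D-\eta D-2iS\bigr)=i\omega^{3/2}D-2i\sqrt\omega\,S .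
\]
Taking real parts and using \eqref{eq:signs} and $\omega>0$,
\[
\frac d{d\theta}\operatorname{Re}\bigl(\sqrt\omega\,D\bigr)=-\omega^{3/2}\operatorname{Im}D+2\sqrt\omega\operatorname{Im}S<0\qquad\text{for all }\theta .
\]
So $\operatorname{Re}(\sqrt\omega\,D)$ is strictly decreasing and $2\pi$-periodic, which is impossible.
\end{proof}

\section{Proof of the theorems}\label{sec:proofs}

\begin{proof}[Proof of Theorem~\ref{thm:tri}]
That the moment condition implies (J) is Lemma~\ref{lem:moment}. Assume (J) and let $r$ be the stellar rank.

\emph{The case $r=\infty$.} By Proposition~\ref{prop:finite}, for every $X>0$ the set $Z$ contains a point with $x\ge X$. By \eqref{eq:parity} it also contains a point with $x\le-X$.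

\emph{The case $r<\infty$.} By Proposition~\ref{prop:normal}, $Q_\theta e_\theta$ is the continuous representative of $\psi_\theta$, and $Z$ consists of the pairs $(\theta,x)$ with $x$ a real root of $Q_\theta$. Hence $Z\subset[0,2\pi)\times(-M,M)$ is bounded. If $r=0$, then $Q_\theta$ is a nonzero constant and $Z=\emptyset$. If $r\ge1$, then $Z\neq\emptyset$ by Proposition~\ref{prop:roots}. For the winding number, the bounds on the coefficients of $Q_\theta$ give, as $|x|\to\infty$ and uniformly in $\theta$,
\[
\psi_\theta(x)=p_r\,x^r\cdot e^{-ir\theta}\cdot\Bigl(\frac{\sqrt2}{1+s_\theta}\Bigr)^r\cdot C(\theta)\cdot e^{g_\theta(x)}\cdot\bigl(1+o(1)\bigr).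
\]
Fix a large $|x|$ and add the winding numbers of the factors. The first is constant in $\theta$, and $e^{-ir\theta}$ contributes $-r$. The loops $1+s_\theta$ and $1+o(1)$ stay in the open disc of radius $1$ about $1$, the loop $e^{g_\theta(x)}$ is the exponential of a periodic function, and $C$ was treated in Lemma~\ref{lem:gauss}; all of these contribute $0$. The total is $-r$.

\emph{The equivalences.} The cases $r=0$, $1\le r<\infty$, $r=\infty$ are mutually exclusive and exhaustive, and so are the cases $Z$ empty, $Z$ nonempty and bounded, $Z$ unbounded. We have shown that each case for $r$ implies the corresponding case for $Z$, so all three implications are equivalences. Finally, $r=0$ means by Proposition~\ref{prop:normal} that $F$ is a nonzero multiple of $e^{sz^2/2+\beta z}$ with $|s|<1$, and by Lemma~\ref{lem:gauss} this holds exactly when $\psi$ is Gaussian. Statement (a) contains Theorem~\ref{thm:main} under hypothesis (J).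
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
An energy-bounded state satisfies the moment condition with $\sigma=1$, so (J) holds and Theorem~\ref{thm:tri}(a) applies.
\end{proof}

\begin{remark}
Beyond (J), the proof uses the square-summability of $(c_n)$, chiefly to obtain $|s|<1$. This inequality keeps $1+s_\theta$ away from $0$, so that the degree of $Q_\theta$ is constant, and it makes $\omega$ positive, which is the sign on which Proposition~\ref{prop:roots} rests; for $|s|=1$ the formulas for $\tau_\theta$ and $b_\theta$ have a pole at some angle. The absence of zeros is needed at all angles in both halves of the argument: the winding number lives on the full circle, and monotonicity is contradictory only over a full period.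
\end{remark}

A last example illustrates case (c) and shows that the zeros can avoid position and momentum at the same time.

\begin{example}
Let $0<s<1$ and $F(z)=\cosh(sz^2/2)$. The state is energy-bounded by Lemma~\ref{lem:smooth} and has infinite rank. For $|t|<1$ let $\varepsilon_t(x)=C_t\exp\bigl(-\frac12\frac{1-t}{1+t}x^2\bigr)$ be the wavefunction with Bargmann function $e^{tz^2/2}$. For real $t$ we have $C_t>0$, because $\int\varepsilon_th_0\,dx=1$ is $C_t$ times a positive number. Hence $\psi_0=\frac12(\varepsilon_s+\varepsilon_{-s})>0$, and $\psi_{\pi/2}=\psi_0$ because $F(-iz)=F(z)$. At $\theta=\pi/4$ the Bargmann function is $\frac12(e^{isz^2/2}+e^{-isz^2/2})$, and $\varepsilon_{-is}=\overline{\varepsilon_{is}}$ since the $h_n$ are real. With $\frac{1-is}{1+is}=\frac{1-s^2-2is}{1+s^2}$ we obtain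
\[
\psi_{\pi/4}(x)=\operatorname{Re}\varepsilon_{is}(x)=|C_{is}|\exp\Bigl(-\frac{1-s^2}{2(1+s^2)}x^2\Bigr)\cos\Bigl(\frac{s\,x^2}{1+s^2}+\arg C_{is}\Bigr),
\]
which has infinitely many zeros, tending to $+\infty$ and to $-\infty$.
\end{example}

\begin{thebibliography}{1}
\bibitem{WDCCA}
Clara Wassner, Jack Davis, Sacha Cerf, Ulysse Chabaud, Francesco Arzani, \emph{Detecting quantum non-Gaussianity with a single quadrature}, arXiv:2507.23005 (2025).
\end{thebibliography}
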